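\title{The symmetric joint measurement on two qubits costs one ebit under separable operations}

\begin{abstract}
Two parties who each hold one qubit want to perform a joint projective measurement exactly and with certainty, using a separable measurement and a shared pure entangled state of arbitrary finite Schmidt rank. We derive two inequalities that the Schmidt coefficients of the shared state must satisfy, in terms of the concurrences of the measured basis. When the average concurrence is at least $\frac12$, they imply that the entanglement entropy of the shared state is at least one ebit, with equality only for the two-qubit maximally entangled state. This applies to the symmetric (or elegant) joint measurement, whose cost under separable operations and under LOCC is therefore exactly one ebit. The bound does not come from the largest Schmidt coefficient alone: for this measurement the largest squared Schmidt coefficient of the shared state can be as large as $\frac23$, and we construct implementations that attain this value.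
\end{abstract}

\section{Introduction}\label{sec:intro}

\subsection*{Joint measurements with an entangled resource}

Alice holds a qubit $A$ and Bob holds a qubit $B$, with $\mathcal H_A=\mathcal H_B=\mathbb C^2$. They want to measure the pair in an orthonormal basis $\{M_m\}_{m=1}^4$ of $\mathbb C^2\otimes\mathbb C^2$, so that on every input state $\rho$ the outcome $m$ appears with probability $\langle M_m|\rho|M_m\rangle$. To help them they share a unit vector $\tau\in\mathcal H_{R_A}\otimes\mathcal H_{R_B}$, the \emph{resource}, in spaces of arbitrary finite dimension; Alice holds $R_A$ and Bob holds $R_B$. We ask how entangled $\tau$ must be.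

A positive semidefinite operator on a tensor product $\mathcal H_1\otimes\mathcal H_2$ of finite-dimensional spaces is \emph{separable} if it is a finite sum of operators $P\otimes P'$ with $P,P'\ge0$. Equivalently, by the spectral theorem, it is a finite sum $\sum_k|v_k\rangle\langle v_k|$ in which every $v_k=a_k\otimes b_k$ is a product vector.

\begin{definition}\label{def:sep}
A \emph{SEP implementation} of the basis $\{M_m\}_{m=1}^4$ with resource $\tau$ is a family of positive semidefinite operators $E_1,\dots,E_4$ on $(\mathcal H_A\otimes\mathcal H_{R_A})\otimes(\mathcal H_B\otimes\mathcal H_{R_B})$ such that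
\begin{enumerate}
\item[(i)] each $E_m$ is separable across the cut $AR_A:BR_B$;
\item[(ii)] $F:=I-\sum_mE_m$ is separable across this cut;
\item[(iii)] $\operatorname{tr}\big[E_m(\rho\otimes|\tau\rangle\langle\tau|)\big]=\langle M_m|\rho|M_m\rangle$ for all $m$ and all states $\rho$ on $\mathcal H_A\otimes\mathcal H_B$.
\end{enumerate}
\end{definition}

The operators $E_1,\dots,E_4,F$ form a measurement with five outcomes. By (iii) the first four have total probability one on every input $\rho\otimes|\tau\rangle\langle\tau|$, so the implementation is exact and deterministic. A measurement carried out by local operations and classical communication (LOCC) has separable measurement operators, so every lower bound on the resource of a SEP implementation also holds for LOCC.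

Write the Schmidt decomposition of the resource as $\tau=\sum_{i=1}^d\sqrt{\lambda_i}\,|ii\rangle$, with $\lambda_1\ge\dots\ge\lambda_d>0$, $\sum_i\lambda_i=1$, and orthonormal vectors $|i\rangle$ on each side. The number $d$ is the Schmidt rank, $\lambda_{\max}(\tau)=\lambda_1$, and the entanglement of $\tau$ is measured in ebits by the entanglement entropy
\[
E(\tau)=-\sum_i\lambda_i\log_2\lambda_i .
\]
The two-qubit maximally entangled state, with squared Schmidt coefficients $(\frac12,\frac12)$, has $E=1$; we call it an \emph{ebit}. The entanglement of a unit vector $M\in\mathbb C^2\otimes\mathbb C^2$ with Schmidt coefficients $\varsigma_1,\varsigma_2$ is measured by its \emph{concurrence} $C(M)=2\varsigma_1\varsigma_2\in[0,1]$, which is $0$ for product vectors and $1$ for maximally entangled ones.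

\subsection*{The symmetric joint measurement}

Let $\eta_1,\dots,\eta_4\in\mathbb C^2$ be unit vectors whose Bloch vectors form a regular tetrahedron; equivalently, $\{\frac12|\eta_m\rangle\langle\eta_m|\}_{m=1}^4$ is a symmetric informationally complete POVM on one qubit. Let $\overline\eta$ denote the entrywise complex conjugate in the computational basis and let $\sigma_Y=\left(\begin{smallmatrix}0&-i\\ i&0\end{smallmatrix}\right)$. The \emph{symmetric joint measurement} (SJM), also called the elegant joint measurement, is the measurement in the basis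
\begin{equation}\label{eq:sjm}
M_m=\frac{\sqrt3+1}{2\sqrt2}\;\eta_m\otimes\overline{\eta_m}+\frac{\sqrt3-1}{2\sqrt2}\,(\sigma_Y\otimes\sigma_Y)\,(\overline{\eta_m}\otimes\eta_m),\qquad m=1,\dots,4 .
\end{equation}
For instance, $\eta_1=|0\rangle$ gives $M_1=\frac{\sqrt3+1}{2\sqrt2}|00\rangle-\frac{\sqrt3-1}{2\sqrt2}|11\rangle$. The two coefficients are $\cos\frac\pi{12}$ and $\sin\frac\pi{12}$. We check in Section~\ref{sec:matrices} that the $M_m$ are orthonormal and that $C(M_m)=\frac12$ for all $m$.

One ebit is enough for any basis, by teleportation. The following question was posed by Akibue, Miyazaki and Osaka \cite{AMO}: \emph{is there a resource $\tau$, of any finite Schmidt rank, with $E(\tau)<1$, for which the SJM has a SEP implementation?} A known result, quoted in \cite{AMO}, is that the minimum average concurrence of the SJM is $\frac12$, and that a resource $\tau_\theta=\cos\theta|00\rangle+\sin\theta|11\rangle$ of Schmidt rank two, $\theta\in(0,\pi/4]$, must consequently have $\theta\ge\pi/12$.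

The extreme cases suggest a positive answer. If all $M_m$ are product vectors, then $E_m=|M_m\rangle\langle M_m|$ is an implementation that uses no resource at all. If all $M_m$ are maximally entangled, Theorem~\ref{thm:constraints}(a) below gives $\lambda_1\le\frac12$, hence $E(\tau)\ge1$. The SJM lies halfway between these cases in concurrence, and each of its vectors has the Schmidt coefficients of $\tau_{\pi/12}$, whose squares $\frac{2\pm\sqrt3}4$ have entropy below $0.36$. One would guess that the cost also lies strictly between $0$ and $1$. It does not.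

\subsection*{Results}

For an orthonormal basis $\{M_m\}_{m=1}^4$ of $\mathbb C^2\otimes\mathbb C^2$ put $\bar C=\frac14\sum_mC(M_m)$. For a resource $\tau$ put $s=\sum_{i\ge3}\lambda_i$, and $\lambda_2=0$ if $d=1$.

\begin{theorem}\label{thm:constraints}
If $\{M_m\}$ has a SEP implementation with resource $\tau$, then
\begin{enumerate}
\item[(a)] $\displaystyle\lambda_1\Big(\frac14\sum_m\sqrt{1+C(M_m)}\Big)^2\le1$;
\item[(b)] $\displaystyle\frac12\bar C\,(2\lambda_1-1)\le\sqrt{\lambda_2s}+\frac12s$.
\end{enumerate}
\end{theorem}

Inequality (a) keeps $\lambda_1$ away from $1$. Inequality (b) says that $\lambda_1$ can exceed $\frac12$ only if some weight lies on the third and later Schmidt coefficients. That weight carries entropy, and it carries more than is saved by raising $\lambda_1$.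

\begin{theorem}\label{thm:ebit}
If $\bar C\ge\frac12$ and $\{M_m\}$ has a SEP implementation with resource $\tau$, then $E(\tau)\ge1$, with equality if and only if the nonzero squared Schmidt coefficients of $\tau$ are $(\frac12,\frac12)$. One ebit suffices for every basis.
\end{theorem}

The SJM has $\bar C=\frac12$, and the teleportation protocol of Proposition~\ref{prop:teleport} is LOCC. This answers the question in the negative.

\begin{corollary}\label{cor:sjm}
Every SEP implementation of the SJM, with a pure resource of any finite Schmidt rank, has $E(\tau)\ge1$, with equality if and only if $\tau$ is locally unitarily equivalent to a two-qubit maximally entangled state. The least entanglement entropy of a resource is exactly one ebit, both for SEP and for LOCC implementations.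
\end{corollary}

Since $E(\tau)\ge\log_2\frac1{\lambda_1}$, the shortest route to Corollary~\ref{cor:sjm} would be to prove $\lambda_1\le\frac12$. This route is closed.

\begin{theorem}\label{thm:sharp}
For the SJM, inequality (a) of Theorem~\ref{thm:constraints} reads $\lambda_{\max}(\tau)\le\frac23$, and this is optimal: for every even $n\ge64$ the state with squared Schmidt coefficients $(\frac23,\frac1{3n},\dots,\frac1{3n})$ admits a SEP implementation.
\end{theorem}

The answer to the question thus depends on the measure of entanglement. The R\'enyi entropies $\frac1{1-\alpha}\log_2\sum_i\lambda_i^\alpha$ are nonincreasing in the order $\alpha$; they tend to $E(\tau)$ as $\alpha\to1$ and to the min-entropy $-\log_2\lambda_{\max}$ as $\alpha\to\infty$. By Corollary~\ref{cor:sjm} the bound of one ebit holds for all orders $\alpha\le1$, while by Theorem~\ref{thm:sharp} the smallest min-entropy of a resource for the SJM is exactly $\log_2\frac32<1$.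

The method is to turn an implementation into a random decomposition of each $M_m$, viewed as a $2\times2$ matrix, into $d$ matrices of rank at most one whose means and second moments are controlled by the $\lambda_i$ (Section~\ref{sec:decomposition}). The trace norm and the determinant of these matrices give Theorem~\ref{thm:constraints} (Section~\ref{sec:constraints}), an estimate on probability vectors gives Theorem~\ref{thm:ebit} (Section~\ref{sec:entropy}), and the case of equality in (a) guides the construction for Theorem~\ref{thm:sharp} (Section~\ref{sec:sharp}).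

\section{Two-qubit vectors as matrices}\label{sec:matrices}

We identify a vector $\phi=\sum_{j,k}\phi_{jk}|jk\rangle\in\mathbb C^2\otimes\mathbb C^2$ with the matrix $(\phi_{jk})$ and use the same letter for both; $|\phi\rangle\langle\phi'|$ is then an operator on the four-dimensional space $\mathcal H_A\otimes\mathcal H_B$. The product vector $a\otimes b$ is the matrix $ab^{T}$, so product vectors are the matrices of rank at most one. The vector $(U\otimes\overline V)\phi$ is the matrix $U\phi V^\dagger$. The inner product is $\operatorname{tr}(\phi^\dagger\phi')$, the norm $\|\cdot\|$ is the Hilbert--Schmidt norm, and the Schmidt coefficients are the singular values $\varsigma_1,\varsigma_2$. With the trace norm $\|\cdot\|_1$ we have $\|X\|^2=\varsigma_1^2+\varsigma_2^2$, $\|X\|_1=\varsigma_1+\varsigma_2$ and $|\det X|=\varsigma_1\varsigma_2$. Therefore $C(M)=2|\det M|$ for a unit vector $M$, and for every $2\times2$ matrix $X$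
\begin{equation}\label{eq:norms}
\|X\|_1^2=\|X\|^2+2|\det X|,\qquad|\det X|\le\tfrac12\|X\|^2 .
\end{equation}
In particular $\|X\|_1=\|X\|$ when $X$ has rank at most one.

The determinant is a quadratic form on $2\times2$ matrices. The adjugate
$\operatorname{adj}\left(\begin{smallmatrix}p&q\\ r&t\end{smallmatrix}\right)=\left(\begin{smallmatrix}t&-q\\ -r&p\end{smallmatrix}\right)$
satisfies $\operatorname{adj}(X)X=(\det X)I$ and $\|\operatorname{adj}X\|=\|X\|$. Expanding the determinant and applying the Cauchy--Schwarz inequality gives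
\begin{equation}\label{eq:det}
\det(X+Y)=\det X+\det Y+\operatorname{tr}(\operatorname{adj}(X)Y),\qquad|\operatorname{tr}(\operatorname{adj}(X)Y)|\le\|X\|\,\|Y\| .
\end{equation}

Let $\sigma_0=I$, let $\vec\sigma=(\sigma_1,\sigma_2,\sigma_3)$ be the Pauli matrices, with $\sigma_2=\sigma_Y$, and let $B_j=\sigma_j/\sqrt2$ for $j=0,\dots,3$. Since $\operatorname{tr}(\sigma_j\sigma_k)=2\delta_{jk}$, the $B_j$ form an orthonormal basis, the Bell basis. A unit vector $\eta\in\mathbb C^2$ has $|\eta\rangle\langle\eta|=\frac12(I+\vec n\cdot\vec\sigma)$ for a unit vector $\vec n\in\mathbb R^3$, its Bloch vector.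

\begin{lemma}\label{lem:sjm}
If $\eta_m$ has Bloch vector $\vec n_m$, the vector \eqref{eq:sjm} is the matrix
\[
M_m=\frac1{2\sqrt2}\big(I+\sqrt3\,\vec n_m\cdot\vec\sigma\big).
\]
The $M_m$ are orthonormal, $\det M_m=-\frac14$ and $C(M_m)=\frac12$.
\end{lemma}

\begin{proof}
Drop the index $m$ and put $\eta^\perp=\sigma_Y\overline\eta$. This unit vector is orthogonal to $\eta$, because $\langle\eta|\eta^\perp\rangle=\overline\eta^{\,T}\sigma_Y\overline\eta=0$ for the antisymmetric matrix $\sigma_Y$. Since $\overline{\sigma_Y}=-\sigma_Y$, we have $\overline{\eta^\perp}=-\sigma_Y\eta$, so $(\sigma_Y\otimes\sigma_Y)(\overline\eta\otimes\eta)=-\eta^\perp\otimes\overline{\eta^\perp}$. The vector $\eta\otimes\overline\eta$ is the matrix $|\eta\rangle\langle\eta|$, and $|\eta^\perp\rangle\langle\eta^\perp|=I-|\eta\rangle\langle\eta|$. Hence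
\[
M=\frac{\sqrt3+1}{2\sqrt2}\cdot\frac{I+\vec n\cdot\vec\sigma}2-\frac{\sqrt3-1}{2\sqrt2}\cdot\frac{I-\vec n\cdot\vec\sigma}2=\frac{I+\sqrt3\,\vec n\cdot\vec\sigma}{2\sqrt2},
\]
and $\det M=-\frac{(\sqrt3+1)(\sqrt3-1)}8=-\frac14$. Finally $\operatorname{tr}(M_mM_{m'})=\frac14(1+3\,\vec n_m\cdot\vec n_{m'})$, which is $1$ for $m=m'$ and $0$ otherwise, since distinct vertices of a regular tetrahedron inscribed in the unit sphere have inner product $-\frac13$.
\end{proof}

\section{From an implementation to a random decomposition}\label{sec:decomposition}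

\subsection*{Contraction with the resource}

Condition (iii) involves $E_m$ only through its contraction with $\tau$. We shall need to see how much each Schmidt level contributes, so for $S\subset\{1,\dots,d\}$ we define
\[
T_S=I_{AB}\otimes\sum_{i\in S}\sqrt{\lambda_i}\,\langle ii|_{R_AR_B},\qquad\lambda_S=\sum_{i\in S}\lambda_i,\qquad T=T_{\{1,\dots,d\}}=I_{AB}\otimes\langle\tau| .
\]
These are linear maps into $\mathcal H_A\otimes\mathcal H_B$, additive in $S$, with $T_ST_{S'}^\dagger=\lambda_{S\cap S'}I$. Since $\operatorname{tr}[E_m(\rho\otimes|\tau\rangle\langle\tau|)]=\operatorname{tr}[\rho\,TE_mT^\dagger]$ and states span the space of operators, condition (iii) is equivalent to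
\begin{equation}\label{eq:contract}
TE_mT^\dagger=|M_m\rangle\langle M_m|,\qquad m=1,\dots,4 .
\end{equation}
For a product vector $a\otimes b$ across $AR_A:BR_B$, let $a_i=\langle i|a\rangle\in\mathcal H_A$ and $b_i=\langle i|b\rangle\in\mathcal H_B$ be the components along the Schmidt vectors. Then
\begin{equation}\label{eq:product}
T_{\{i\}}(a\otimes b)=\sqrt{\lambda_i}\,a_ib_i^T,
\end{equation}
a matrix of rank at most one.

Whether an implementation exists depends only on the numbers $\lambda_i$. Indeed, local unitaries on $R_A$ and $R_B$ preserve Definition~\ref{def:sep}, and an implementation on spaces $\mathcal H_{R_A},\mathcal H_{R_B}$ of dimension $d$ extends by zero to larger ones: if $P_A,P_B$ are the projectors onto the smaller spaces, $F$ gains the separable term $I_{AB}\otimes\big((I-P_A)\otimes I+P_A\otimes(I-P_B)\big)$.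

\begin{proposition}\label{prop:teleport}
Every orthonormal basis $\{M_m\}$ has an LOCC, hence a SEP, implementation with one ebit.
\end{proposition}

\begin{proof}
Let $\tau=\frac1{\sqrt2}(|00\rangle+|11\rangle)$, with the Schmidt levels labeled $i=0,1$. Let $\Phi_j$ be the vector of $AR_A$ with matrix $B_j$, and $N_{mj}$ the vector of $BR_B$ with matrix $(\sigma_jM_m)^T$. Their components are the columns $a_i=B_j|i\rangle$ and $b_i=(\sigma_jM_m)^T|i\rangle$, so \eqref{eq:product} gives
\begin{equation}\label{eq:teleport}
T_{\{i\}}(\Phi_j\otimes N_{mj})=\tfrac12\,\sigma_j|i\rangle\langle i|\sigma_jM_m,\qquad T(\Phi_j\otimes N_{mj})=\tfrac12M_m .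
\end{equation}
Thus $E_m=\sum_{j=0}^3|\Phi_j\rangle\langle\Phi_j|\otimes|N_{mj}\rangle\langle N_{mj}|$ satisfies \eqref{eq:contract}. For each $j$ the vectors $N_{1j},\dots,N_{4j}$ form an orthonormal basis, so $\sum_mE_m=I$. The measurement is LOCC: Alice measures $AR_A$ in the Bell basis and sends $j$ to Bob, who measures $BR_B$ in the basis $\{N_{mj}\}_m$. In other words, Alice teleports $A$ to Bob, who performs the measurement.
\end{proof}

\subsection*{The decomposition}

\begin{lemma}\label{lem:random}
Suppose that $\{M_m\}$ has a SEP implementation with resource $\tau$. Then on some finite probability space there are a random index $m$, uniform on $\{1,\dots,4\}$, and random $2\times2$ matrices $R_1,\dots,R_d$ of rank at most one with $\sum_iR_i=M_m$, such that $R_S=\sum_{i\in S}R_i$ satisfies, for every $S\subset\{1,\dots,d\}$,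
\begin{equation}\label{eq:moments}
\mathbb E[R_S\,|\,m]=\lambda_SM_m,\qquad4\,\mathbb E\,|R_S\rangle\langle R_S|\le\lambda_SI,\qquad\mathbb E\|R_S\|^2\le\lambda_S .
\end{equation}
\end{lemma}

\begin{proof}
By (i), $E_m=\sum_k|v_{mk}\rangle\langle v_{mk}|$ with product vectors $v_{mk}$. By \eqref{eq:contract}, $\sum_k|Tv_{mk}\rangle\langle Tv_{mk}|=|M_m\rangle\langle M_m|$. Testing this on a vector $w\perp M_m$ gives $\sum_k|\langle w|Tv_{mk}\rangle|^2=0$, so $Tv_{mk}=c_{mk}M_m$ for scalars $c_{mk}$, and the trace gives $\sum_k|c_{mk}|^2=1$. Give each pair $(m,k)$ with $c_{mk}\ne0$ the probability $\frac14|c_{mk}|^2$, and put $R_i=T_{\{i\}}v_{mk}/c_{mk}$. Then $m$ is uniform, $R_i$ has rank at most one by \eqref{eq:product}, $R_S=T_Sv_{mk}/c_{mk}$, and $\sum_iR_i=M_m$.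

The moments come from the identity $\sum_mE_m=I-F$. Since $F\ge0$,
\[
4\,\mathbb E|R_S\rangle\langle R_S|\le\sum_{m,k}|T_Sv_{mk}\rangle\langle T_Sv_{mk}|=T_S(I-F)T_S^\dagger\le T_ST_S^\dagger=\lambda_SI,
\]
where the first inequality allows for the pairs with $c_{mk}=0$. The trace on the four-dimensional space gives $\mathbb E\|R_S\|^2\le\lambda_S$. For the mean, sum \eqref{eq:contract} over $m$: since $\sum_m|M_m\rangle\langle M_m|=I=TT^\dagger$, we get $TFT^\dagger=0$. This says $(F^{1/2}T^\dagger)^\dagger(F^{1/2}T^\dagger)=0$, so $FT^\dagger=0$. Therefore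
\[
\sum_{m,k}\overline{c_{mk}}\,|T_Sv_{mk}\rangle\langle M_m|=T_S(I-F)T^\dagger=T_ST^\dagger=\lambda_SI .
\]
Apply both sides to $M_m$. By orthonormality only the terms with this $m$ survive, and $\lambda_SM_m=\sum_k\overline{c_{mk}}\,T_Sv_{mk}=\sum_{k:\,c_{mk}\ne0}|c_{mk}|^2R_S=\mathbb E[R_S\,|\,m]$.
\end{proof}

The probability $\frac14|c_{mk}|^2$ equals $\langle v_{mk}|\frac14I\otimes|\tau\rangle\langle\tau|\,|v_{mk}\rangle$; it is the probability of the refined outcome $(m,k)$ on the maximally mixed input. For teleportation, \eqref{eq:teleport} gives $R_i=\sigma_j|i\rangle\langle i|\sigma_jM_m$ with $j$ uniform. Here $\sigma_j|i\rangle\langle i|\sigma_j$ is $|0\rangle\langle0|$ or $|1\rangle\langle1|$ with equal probability, so $\mathbb E[R_i\,|\,m]=\frac12M_m$ and $\mathbb E\|R_i\|^2=\frac12$, in agreement with \eqref{eq:moments}.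

\begin{remark}\label{rem:hyp}
The separability of the $E_m$ gives the bound on the rank of $R_i$ and nothing else. The exactness condition (iii) makes every refined outcome proportional to $M_m$, and the fact that the probabilities add up to one gives $FT^\dagger=0$, hence the formula for the mean. Of condition (ii) the proof uses only $F\ge0$. The lower bounds below rest on Lemma~\ref{lem:random} alone; the separability of $F$ matters only in Section~\ref{sec:sharp}, where it has to be established.
\end{remark}

\section{Two constraints on the Schmidt coefficients}\label{sec:constraints}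

The lemma sets two requirements against each other. On average, $R_1$ is the multiple $\lambda_1M_m$ of a matrix that is invertible when $M_m$ is entangled, while each sample of $R_1$ is singular. If $d=1$ this is a contradiction at once, since $R_1=M_m$. The first case with content is $d=2$.

\begin{proposition}\label{prop:ranktwo}
If $d=2$ and $\bar C>0$, then $\lambda_1=\lambda_2=\frac12$.
\end{proposition}

\begin{proof}
Choose $m$ with $C(M_m)>0$, so that $M=M_m$ is invertible, and condition on this $m$. We have $M=R_1+R_2$, so the matrices $A=M^{-1}R_1$ and $I-A=M^{-1}R_2$ are both singular. Thus $A$ has the eigenvalues $0$ and $1$, and $\operatorname{tr}A=1$ in every sample. On the other hand $\mathbb E[A\,|\,m]=\lambda_1I$ has trace $2\lambda_1$.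
\end{proof}

For the SJM and the resources $\tau_\theta$ this forces $\theta=\pi/4$. The argument is rigid: it uses an exact identity and no norm. For $d\ge3$ the matrix $M-R_1$ is no longer singular, and we need a quantitative form. For singular $A$ one has $\det(I-A)=1-\operatorname{tr}A$, so the quantity that was forced to vanish is $\det(M-R_1)=(1-\operatorname{tr}A)\det M$. It is an affine function of $R_1$, so its mean is known exactly. It is also small when $M-R_1$ is close to the singular matrix $R_2$, and the second moments in \eqref{eq:moments} measure this closeness. This is inequality (b). Inequality (a) is a different use of the singularity of $R_1$: the trace norm is convex, exceeds the Hilbert--Schmidt norm on an entangled $M_m$, and agrees with it on $R_1$.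

\begin{proof}[Proof of Theorem~\ref{thm:constraints}]
Take $m$ and $R_1,\dots,R_d$ from Lemma~\ref{lem:random}.

(a) By the triangle inequality and $\|R_1\|_1=\|R_1\|$,
\[
\lambda_1\|M_m\|_1=\big\|\mathbb E[R_1\,|\,m]\big\|_1\le\mathbb E\big[\|R_1\|\,\big|\,m\big].
\]
Averaging over $m$ and using the Cauchy--Schwarz inequality,
\begin{equation}\label{eq:chain}
\lambda_1\cdot\frac14\sum_m\|M_m\|_1\le\mathbb E\|R_1\|\le\big(\mathbb E\|R_1\|^2\big)^{1/2}\le\sqrt{\lambda_1}.
\end{equation}
By \eqref{eq:norms}, $\|M_m\|_1=\sqrt{1+C(M_m)}$. Divide by $\sqrt{\lambda_1}$ and square.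

(b) Since $\det R_1=0$, \eqref{eq:det} gives $\det(M_m-R_1)=\det M_m-\operatorname{tr}(\operatorname{adj}(M_m)R_1)$, and so
\[
\mathbb E[\det(M_m-R_1)\,|\,m]=\det M_m-\lambda_1\operatorname{tr}(\operatorname{adj}(M_m)M_m)=(1-2\lambda_1)\det M_m .
\]
Let $R'=R_{\{3,\dots,d\}}$, so that $\mathbb E\|R'\|^2\le s$, and let $R_2=0$ if $d=1$. Then $M_m-R_1=R_2+R'$ and $\det R_2=0$, so \eqref{eq:det} and \eqref{eq:norms} give $|\det(M_m-R_1)|\le\|R_2\|\|R'\|+\frac12\|R'\|^2$. Take absolute values in the displayed identity, recall $|\det M_m|=\frac12C(M_m)$, and average over $m$: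
\[
\tfrac12\bar C\,(2\lambda_1-1)\le\mathbb E\big[\|R_2\|\|R'\|\big]+\tfrac12\mathbb E\|R'\|^2\le\sqrt{\lambda_2s}+\tfrac12s .\qedhere
\]
\end{proof}

Splitting off $R_2$ is what makes (b) useful near $\lambda_1=\frac12$. The cruder estimate $|\det(M_m-R_1)|\le\frac12\|M_m-R_1\|^2$ would give $\bar C(2\lambda_1-1)\le1-\lambda_1$, which for $\bar C=\frac12$ says only $\lambda_1\le\frac34$.

\section{The entropy bound}\label{sec:entropy}

What remains of Theorem~\ref{thm:ebit} is a statement about probability vectors. Let $H$ be the Shannon entropy in bits and $h(p)=H(p,1-p)$ the binary entropy, which is increasing on $[0,\frac12]$. We use two standard facts about a probability vector $p=(p_1,p_2,\dots)$. First, $H(p)=\sum_ip_i\log_2\frac1{p_i}\ge\log_2\frac1{\max_ip_i}$, with equality only if all nonzero $p_i$ are equal. Second, if $p_1<1$, the chain rule reads $H(p)=h(p_1)+(1-p_1)H\big((p_i/(1-p_1))_{i\ge2}\big)$; in particular $H(p)\ge h(p_1)$.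

Neither inequality of Theorem~\ref{thm:constraints} suffices alone. Let all $C(M_m)=\frac12$. The vector $(0.6,\,0.4)$ satisfies (a), which reads $\lambda_1\le\frac23$, and has entropy $h(0.6)<1$. The vector $(0.8,\,0.1,\,0.1)$ satisfies (b), both sides being $0.15$, and has entropy $h(0.8)+0.2<0.93$.

The way they combine can be seen near $\lambda_1=\frac12$. Let $\lambda_1=\frac{1+\delta}2$ with $\delta$ small. Unbalancing the two leading coefficients saves entropy of order $\delta^2$. By (b) it forces $\sqrt s$ to be at least of order $\delta$, and a tail of weight of order $\delta^2$ costs entropy of order $\delta^2\log\frac1\delta$. The logarithm wins for small $\delta$. Its advantage shrinks as $\delta$ grows and is lost by $\delta=0.6$, as the second example shows; inequality (a) stops $\delta$ before that.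

\begin{proposition}\label{prop:entropy}
Let $\lambda_1\ge\dots\ge\lambda_d>0$ be a probability vector and $s=\sum_{i\ge3}\lambda_i$. If $\frac12<\lambda_1<\frac7{10}$ and $\frac14(2\lambda_1-1)\le\sqrt{\lambda_2s}+\frac12s$, then $H(\lambda)>1$.
\end{proposition}

\begin{proof}
Put
\[
\delta=2\lambda_1-1\in\big(0,\tfrac25\big),\qquad r=1-\lambda_1=\tfrac{1-\delta}2>\tfrac3{10},\qquad q=\tfrac sr .
\]
Here $d\ge2$, $\lambda_2=r(1-q)$ and $q\in[0,1)$. The probability vector $\mu=(\lambda_i/r)_{i\ge2}$ has largest entry $1-q$, so
\begin{equation}\label{eq:chainrule}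
H(\lambda)=h(\lambda_1)+rH(\mu),\qquad H(\mu)\ge h(q),\qquad H(\mu)\ge\log_2\tfrac1{1-q}.
\end{equation}

\emph{The entropy saved.} We have $1-h(\frac{1+\delta}2)=\frac{f(\delta)}{2\ln2}$ with $f(\delta)=(1+\delta)\ln(1+\delta)+(1-\delta)\ln(1-\delta)$. From $f(0)=f'(0)=0$ and $f''(\delta)=\frac2{1-\delta^2}$ we get $f(\delta)=\sum_{n\ge1}\frac{\delta^{2n}}{n(2n-1)}$. Since $n(2n-1)\ge6$ for $n\ge2$ and $\delta^2<0.16$,
\begin{equation}\label{eq:saved}
1-h(\lambda_1)\le\frac{\delta^2}{2\ln2}\Big(1+\frac16\cdot\frac{\delta^2}{1-\delta^2}\Big)<\frac{1.032}{1.386}\,\delta^2<\frac34\,\delta^2 .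
\end{equation}
By \eqref{eq:chainrule} it suffices to prove $rH(\mu)\ge\frac34\delta^2$.

\emph{Heavy tail, $q\ge\frac12$.} Then $H(\mu)\ge1$ by the last bound in \eqref{eq:chainrule}, and $r>0.3>0.12>\frac34\delta^2$.

\emph{Light tail, $q<\frac12$.} The hypothesis reads $\frac\delta4\le r\big(\sqrt{q(1-q)}+\frac q2\big)$. Dividing by $r$,
\[
\kappa:=\frac\delta{2(1-\delta)}\le\sqrt q+\frac q2,\qquad0<\kappa<\frac13 .
\]
It follows that $\sqrt q\ge\frac{\sqrt3}2\kappa$, for otherwise $\sqrt q+\frac q2<\big(\frac{\sqrt3}2+\frac38\kappa\big)\kappa<\big(0.867+0.125\big)\kappa<\kappa$. Thus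
\[
q\ge q_0:=\frac34\kappa^2=\frac{3\delta^2}{16(1-\delta)^2}\in\big(0,\tfrac1{12}\big),
\]
and $H(\mu)\ge h(q)\ge h(q_0)$ because $q_0\le q<\frac12$. Since $rq_0=\frac{3\delta^2}{32(1-\delta)}$, the inequality $rh(q_0)\ge\frac34\delta^2$ is equivalent to $h(q_0)/q_0\ge8(1-\delta)$. Using $\ln\frac1{1-q_0}\ge q_0$,
\[
\frac{h(q_0)}{q_0}=\log_2\frac1{q_0}+\frac{1-q_0}{q_0}\log_2\frac1{1-q_0}\ge\log_2\frac1{q_0}+\frac{11}{12\ln2}>\log_2\frac1{q_0}+1.32 .
\]
So it is enough to show that
\[
\Psi(\delta)=\log_2\frac{16}3+2\log_2\frac{1-\delta}\delta+1.32-8(1-\delta)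
\]
is positive on $(0,\frac25)$. Since $\delta(1-\delta)\le\frac14$,
\[
\Psi'(\delta)=-\frac2{\ln2}\cdot\frac1{\delta(1-\delta)}+8\le-\frac8{\ln2}+8<0 ,
\]
and $\Psi(\frac25)=\log_212+1.32-4.8>3.58+1.32-4.8>0$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:ebit}]
The last sentence of the theorem is Proposition~\ref{prop:teleport}. Let $\bar C\ge\frac12$ and let $\tau$ be the resource of an implementation, so that $E(\tau)=H(\lambda)$. If $\lambda_1\le\frac12$, then $E(\tau)\ge\log_2\frac1{\lambda_1}\ge1$, and equality forces $\lambda_1=\frac12$ and all $\lambda_i$ equal, that is, $\lambda=(\frac12,\frac12)$; this vector does have entropy $1$.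

Let $\lambda_1>\frac12$. The concave function $\sqrt{1+C}$ lies above its chord $1+(\sqrt2-1)C$ on $[0,1]$, so $\frac14\sum_m\sqrt{1+C(M_m)}\ge1+(\sqrt2-1)\bar C\ge\frac{1+\sqrt2}2$. Theorem~\ref{thm:constraints}(a) gives $\lambda_1\le\frac4{3+2\sqrt2}<\frac7{10}$, and Theorem~\ref{thm:constraints}(b) gives $\frac14(2\lambda_1-1)\le\sqrt{\lambda_2s}+\frac12s$. Proposition~\ref{prop:entropy} yields $E(\tau)>1$.
\end{proof}

The hypothesis $\bar C\ge\frac12$ enters twice, once for each hypothesis of Proposition~\ref{prop:entropy}. Some lower bound on $\bar C$ is needed, since product bases cost nothing.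

\section{A resource with largest coefficient $2/3$}\label{sec:sharp}

We prove Theorem~\ref{thm:sharp}. For the SJM, Theorem~\ref{thm:constraints}(a) reads $\frac32\lambda_1\le1$ by Lemma~\ref{lem:sjm}. It remains to construct an implementation with $\lambda_1=x:=\frac23$. We run Lemma~\ref{lem:random} backward: first choose the random matrix on the leading Schmidt level, then spread the remainder over the other levels, and finally show that $F$ is separable.

\subsection*{Reduction to a standard tetrahedron}

Two regular tetrahedra inscribed in the unit sphere are related by an orthogonal map, and composing with a reflection symmetry of one of them if necessary, by a rotation $O$. There is a unitary $U$ with $U(\vec n\cdot\vec\sigma)U^\dagger=(O\vec n)\cdot\vec\sigma$ for all $\vec n$. By Lemma~\ref{lem:sjm} the local unitary $U\otimes\overline U$ on $AB$ carries one SJM to the other, up to the labels of the outcomes, and conjugation by it preserves Definition~\ref{def:sep}. So we may choose the tetrahedron.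

For $\Xi\in\mathbb C^2\otimes\mathbb C^2$ and $m=0,\dots,3$ write $\Xi^{(m)}=\sigma_m\Xi\sigma_m=(\sigma_m\otimes\overline{\sigma_m})\Xi$. Distinct Pauli matrices anticommute, so $B_j^{(m)}=\chi_j(m)B_j$, where $(\chi_j(m))_{m=0}^3$ is $(+,+,+,+)$, $(+,+,-,-)$, $(+,-,+,-)$, $(+,-,-,+)$ for $j=0,1,2,3$. These sign vectors are orthogonal, so for $\Xi=\sum_j\xi_jB_j$
\begin{equation}\label{eq:twirl}
\sum_{m=0}^3|\Xi^{(m)}\rangle\langle\Xi^{(m)}|=4\sum_{j=0}^3|\xi_j|^2|B_j\rangle\langle B_j| .
\end{equation}
Let $\hat n=(1,1,1)/\sqrt3$ and $M=\frac1{2\sqrt2}(I+\sqrt3\,\hat n\cdot\vec\sigma)=\frac12\sum_jB_j$. The matrices $M^{(m)}$ have the form of Lemma~\ref{lem:sjm} with the vectors $(1,1,1)$, $(1,-1,-1)$, $(-1,1,-1)$, $(-1,-1,1)$ divided by $\sqrt3$, which form a regular tetrahedron. We label the outcomes $m=0,\dots,3$ and take $M_m=M^{(m)}$. It is then enough to design the operator for the outcome $0$ and to conjugate.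

\subsection*{The leading level}

The form of the leading matrix $R$ (the $R_1$ of Lemma~\ref{lem:random}) is dictated by equality in \eqref{eq:chain}. Equality makes $\|R\|=\sqrt x$ constant, and it turns the operator inequality in \eqref{eq:moments} into $4\,\mathbb E|R\rangle\langle R|=xI$, because the two sides have the same trace. Let $W=\hat n\cdot\vec\sigma$, a unitary with $W^2=I$. Given the outcome $0$, we have $\mathbb E\operatorname{tr}(WR)=x\operatorname{tr}(WM)=x\sqrt{3/2}=\sqrt x$, while $WR=\sqrt x\,|\psi\rangle\langle\psi'|$ for unit vectors $\psi,\psi'$ has trace $\sqrt x\langle\psi'|\psi\rangle$. This forces $\psi'=\psi$, so $R=\sqrt x\,W|\psi\rangle\langle\psi|$, and only the distribution of $\psi$ is free.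

\begin{lemma}\label{lem:R}
There is a random unit vector $\psi\in\mathbb C^2$, taking finitely many values, such that $R=\sqrt x\,W|\psi\rangle\langle\psi|$ and $Q=M-R$ satisfy
\begin{equation}\label{eq:RQ}
\sum_m\mathbb E|R^{(m)}\rangle\langle R^{(m)}|=xI,\quad\sum_m\mathbb E|Q^{(m)}\rangle\langle Q^{(m)}|=(1-x)I,\quad\sum_m\mathbb E|R^{(m)}\rangle\langle Q^{(m)}|=0 .
\end{equation}
In particular $\mathbb E\|Q\|^2=1-x$.
\end{lemma}

\begin{proof}
Let $t\in[-1,1]$, let $\vec w\perp\hat n$ be a unit vector, and let $\psi$ have Bloch vector $\vec v=t\hat n+\sqrt{1-t^2}\,\vec w\times\hat n$, so that $\hat n\cdot\vec v=t$ and $\hat n\times\vec v=\sqrt{1-t^2}\,\vec w$. The identity $(\hat n\cdot\vec\sigma)(\vec v\cdot\vec\sigma)=(\hat n\cdot\vec v)I+i(\hat n\times\vec v)\cdot\vec\sigma$ gives $W|\psi\rangle\langle\psi|=\sum_jr_jB_j$ with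
\[
r_0=\frac t{\sqrt2},\qquad r_j=\frac1{\sqrt6}+i\sqrt{\frac{1-t^2}2}\;w_j\quad(j=1,2,3).
\]
We want $\mathbb ER=xM$, which means $\mathbb Er_j=\frac{\sqrt x}2=\frac1{\sqrt6}$ for all $j$, and the first identity in \eqref{eq:RQ}, which by \eqref{eq:twirl} means $\mathbb E|r_j|^2=\frac14$ for all $j$. For $j=0$ these conditions are $\mathbb Et=\frac1{\sqrt3}$ and $\mathbb Et^2=\frac12$, that is, variance $\frac16$. Take $t=\frac1{\sqrt3}\pm\frac1{\sqrt6}$ with probability $\frac12$ each; this is allowed because $t^2\le\frac12+\frac{\sqrt2}3<1$. Independently, let $\vec w$ be uniform on the three cyclic permutations of $(0,1,-1)/\sqrt2$, so that $\mathbb Ew_j=0$ and $\mathbb Ew_j^2=\frac13$. For $j=1,2,3$ we get $\mathbb Er_j=\frac1{\sqrt6}$ and $\mathbb E|r_j|^2=\frac16+\frac14\cdot\frac13=\frac14$, as wanted.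

From $\mathbb ER^{(m)}=xM_m$ we get $\sum_m\mathbb E|R^{(m)}\rangle\langle M_m|=x\sum_m|M_m\rangle\langle M_m|=xI$, and the adjoint identity. Expanding $Q^{(m)}=M_m-R^{(m)}$ gives $I-xI-xI+xI=(1-x)I$ for the second sum in \eqref{eq:RQ} and $xI-xI=0$ for the third. The trace of the second identity is $4\,\mathbb E\|Q\|^2=4(1-x)$, since $\|Q^{(m)}\|=\|Q\|$.
\end{proof}

\subsection*{The tail levels}

Let $n$ be even, $\mathcal H_{R_A}=\mathcal H_{R_B}=\mathbb C^{n+1}$ with basis $|0\rangle,\dots,|n\rangle$, and
\[
\tau=\sqrt x\,|00\rangle+\sqrt{1-x}\,|e\rangle,\qquad|e\rangle=\frac1{\sqrt n}\sum_{j=1}^n|jj\rangle .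
\]
The remainder $Q$ must be written as a sum of $n$ matrices of rank at most one. A single level cannot do this, by Proposition~\ref{prop:ranktwo}. With many levels there is room: split $Q$ into two rank-one parts and share each part among half of the levels. Each level then carries a matrix of squared norm of order $n^{-2}$, while \eqref{eq:moments} allows order $n^{-1}$.

For each value of $Q$ fix a singular value decomposition $Q=\psi_++\psi_-$, with $\psi_\pm=\alpha_\pm\otimes\beta_\pm$, $\|\alpha_\pm\|^2=\|\beta_\pm\|^2=\varsigma_\pm$ the singular values, $\psi_+\perp\psi_-$ and $\varsigma_+^2+\varsigma_-^2=\|Q\|^2$. Let $\epsilon\in\{\pm1\}^n$ be uniform among the vectors with $\sum_j\epsilon_j=0$, and let $\omega_0,\dots,\omega_n$ be uniform cube roots of unity, with $\psi,\epsilon,\omega_0,\dots,\omega_n$ independent. Define $a=\sum_{i=0}^n\omega_i\,a_i\otimes|i\rangle$ on $AR_A$ and $b=\sum_{i=0}^n\overline{\omega_i}\,b_i\otimes|i\rangle$ on $BR_B$ by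
\[
a_0=W\psi,\quad b_0=\overline\psi;\qquad a_j=\gamma\,\alpha_{\epsilon_j},\quad b_j=\gamma\,\beta_{\epsilon_j}\quad(j\ge1),\qquad\gamma^2=\frac2{\sqrt{(1-x)n}} .
\]
Then $a_0\otimes b_0=R/\sqrt x$ with $\|a_0\|=\|b_0\|=1$, and $a_j\otimes b_j=\gamma^2\psi_{\epsilon_j}$. The phases cancel under $T$, and each sign occurs exactly $n/2$ times, so in every sample
\[
T(a\otimes b)=R+\sqrt{\frac{1-x}n}\;\gamma^2\,\frac n2\,(\psi_++\psi_-)=R+Q=M .
\]
Put $E_0=\mathbb E|a\otimes b\rangle\langle a\otimes b|$ and let $E_m$ be the conjugate of $E_0$ by $\sigma_m\otimes\overline{\sigma_m}$ acting on $AB$. The expectation is a finite convex combination and the conjugation is local, so each $E_m$ is separable; and $TE_mT^\dagger=|M_m\rangle\langle M_m|$ because $T$ commutes with operators on $AB$. Conditions (i) and (iii) hold.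

\subsection*{The sum of the $E_m$}

From now on we order the factors as $R_AR_B\otimes AB$. The phases $\omega_i$ serve to make $\sum_mE_m$ block diagonal. The $|ij\rangle\langle kl|$ component of $|a\otimes b\rangle\langle a\otimes b|$ carries the phase $\omega_i\omega_l\overline{\omega_j}\,\overline{\omega_k}$. Each $\omega$ appears in it with an exponent in $\{-2,\dots,2\}$, and a cube root of unity raised to such a power averages to zero unless the exponent is $0$. The component therefore survives only if $\{i,l\}=\{j,k\}$ as multisets, that is, if $i=j$ and $k=l$, or $i=k$ and $j=l$. Hence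
\[
\sum_mE_m=D+\sum_{i\ne j}|ij\rangle\langle ij|\otimes X_{ij},\qquad X_{ij}=\sum_m\mathbb E\,|(a_i\otimes b_j)^{(m)}\rangle\langle(a_i\otimes b_j)^{(m)}|\ge0,
\]
where $D=\sum_m\mathbb E|u_m\rangle\langle u_m|$ with $u_m=\sum_i|ii\rangle\otimes(a_i\otimes b_i)^{(m)}$.

\emph{The block $D$.} Write $\psi_{\epsilon_j}=\frac12Q+\frac12\epsilon_jQ'$ with $Q'=\psi_+-\psi_-$, and note $\|Q'\|=\|Q\|$. Then
\[
u_m=|00\rangle\otimes\frac{R^{(m)}}{\sqrt x}+|e\rangle\otimes\frac{Q^{(m)}}{\sqrt{1-x}}+|\xi\rangle\otimes\frac{Q'^{(m)}}{\sqrt{1-x}},\qquad|\xi\rangle=\frac1{\sqrt n}\sum_{j\ge1}\epsilon_j|jj\rangle .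
\]
By the symmetry $\epsilon\mapsto-\epsilon$ we have $\mathbb E|\xi\rangle=0$, so the cross terms between the third summand and the first two vanish. By symmetry under permutations and $\mathbb E\,\epsilon_j\sum_k\epsilon_k=0$ we have $\mathbb E\epsilon_j\epsilon_k=-\frac1{n-1}$ for $j\ne k$. This gives $\mathbb E|\xi\rangle\langle\xi|=\frac1{n-1}P$, where $P=\sum_{j\ge1}|jj\rangle\langle jj|-|e\rangle\langle e|$ is a projector of rank $n-1$. The first two summands are handled by \eqref{eq:RQ}, and
\[
D=\big(|00\rangle\langle00|+|e\rangle\langle e|\big)\otimes I+\frac1{n-1}P\otimes Y,\qquad Y=\sum_m\frac{\mathbb E|Q'^{(m)}\rangle\langle Q'^{(m)}|}{1-x}\ge0,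
\]
with $\operatorname{tr}Y=4\,\mathbb E\|Q\|^2/(1-x)=4$. Choosing the signs at random has spread the fluctuation $Q'$ evenly over $n-1$ dimensions.

\emph{The blocks $X_{ij}$.} We have $\operatorname{tr}X_{ij}=4\,\mathbb E\|a_i\|^2\|b_j\|^2$, and $\|a_j\|^2=\|b_j\|^2=\gamma^2\varsigma_{\epsilon_j}\le\gamma^2\|Q\|$ for $j\ge1$. With $\mathbb E\|Q\|\le(\mathbb E\|Q\|^2)^{1/2}=\sqrt{1-x}$ this gives, for distinct $j,k\ge1$,
\begin{equation}\label{eq:traces}
\operatorname{tr}X_{jk}\le4\gamma^4(1-x)=\frac{16}n,\qquad\operatorname{tr}X_{0j},\ \operatorname{tr}X_{j0}\le4\gamma^2\sqrt{1-x}=\frac8{\sqrt n}.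
\end{equation}

\subsection*{Separability of the complement}

Since $I_{R_AR_B}=|00\rangle\langle00|+|e\rangle\langle e|+P+\sum_{i\ne j}|ij\rangle\langle ij|$, we obtain
\begin{equation}\label{eq:F}
F=I-\sum_mE_m=P\otimes Z+\sum_{i\ne j}|ij\rangle\langle ij|\otimes(I-X_{ij}),\qquad Z=I-\frac Y{n-1}.
\end{equation}
The operators on $AB$ that appear here are close to the identity, and for them we use the theorem of Gurvits and Barnum \cite{GB}: a bipartite operator $I-\Delta$ with $\Delta=\Delta^\dagger$ and Hilbert--Schmidt norm $\|\Delta\|\le1$ is separable. For $\Delta\ge0$ we have $\|\Delta\|\le\operatorname{tr}\Delta$, so $\operatorname{tr}\Delta\le1$ is enough.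

The difficulty is the factor $P$, which is not separable across $R_A:R_B$: a product vector in the span of the $|jj\rangle$ is a diagonal matrix of rank at most one, hence a multiple of some $|jj\rangle$, and no $|jj\rangle$ is orthogonal to $e$. The remedy is to borrow a small weight from the terms $|jk\rangle\langle jk|$. For $1\le j<k\le n$ and a cube root of unity $\omega$,
\[
(|j\rangle+\omega|k\rangle)\otimes(|j\rangle-\overline\omega|k\rangle)=\big(|jj\rangle-|kk\rangle\big)-\overline\omega|jk\rangle+\omega|kj\rangle .
\]
Form the rank-one operator $|v\rangle\langle v|$ of this product vector $v$ and average over $\omega$. The cross terms carry the phases $\omega^{\pm1},\omega^{\pm2}$ and vanish, so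
\[
K_{jk}=\big(|jj\rangle-|kk\rangle\big)\big(\langle jj|-\langle kk|\big)+|jk\rangle\langle jk|+|kj\rangle\langle kj|
\]
is separable. In the basis $|jj\rangle$, $j\ge1$, the sum over $j<k$ of the first terms has diagonal entries $n-1$ and off-diagonal entries $-1$, so it equals $nP$. Thus $P=\frac1n\sum_{j<k}K_{jk}-\frac1n\sum_{j\ne k\ge1}|jk\rangle\langle jk|$, and \eqref{eq:F} becomes
\begin{align*}
F={}&\frac1n\sum_{1\le j<k\le n}K_{jk}\otimes Z+\sum_{\substack{j,k\ge1\\ j\ne k}}|jk\rangle\langle jk|\otimes\Big(I-X_{jk}-\frac1nZ\Big)\\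
&+\sum_{j\ge1}\Big(|0j\rangle\langle0j|\otimes(I-X_{0j})+|j0\rangle\langle j0|\otimes(I-X_{j0})\Big).
\end{align*}
Let $n\ge64$. Then $\operatorname{tr}\frac Y{n-1}=\frac4{n-1}\le1$, so $Z$ is separable across $A:B$; in particular $Z\ge0$, and $\operatorname{tr}Z\le4$. By \eqref{eq:traces}, the positive operator $X_{jk}+\frac1nZ$ has trace at most $\frac{20}n\le1$, and $X_{0j},X_{j0}$ have trace at most $\frac8{\sqrt n}\le1$; this last bound is the one that fixes the threshold $64$. Every term of $F$ is now the tensor product of an operator separable across $R_A:R_B$ and an operator separable across $A:B$, hence is separable across $AR_A:BR_B$. Condition (ii) holds, and Theorem~\ref{thm:sharp} is proved.\qed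

\medskip
The resource of Theorem~\ref{thm:sharp} has $E(\tau)=h(\frac23)+\frac13\log_2n>2$ for $n\ge64$. It beats the ebit in the largest Schmidt coefficient and pays for this with the long tail whose existence Theorem~\ref{thm:constraints}(b) requires.

\begin{thebibliography}{9}

\bibitem{AMO}
Seiseki Akibue, Jisho Miyazaki, Hiroyuki Osaka,
\emph{Optimizing Entanglement Manipulation via Algebraic-Geometric Decompositions and Semidefinite Programming Hierarchies},
arXiv:2501.17394 (2025).

\bibitem{GB}
Gurvits and Barnum,
Phys. Rev. A 66, 062311 (2002).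

\end{thebibliography}
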